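# Inner product estimation with $k$ qubits of two-way communication per round

## 1. The sample complexity up to constants

Alice holds copies of an unknown $n$-qubit state $\rho$, Bob holds copies of an unknown $n$-qubit state $\sigma$; both may be mixed. They want a number $\hat e$ with $|\hat e-\operatorname{tr}(\rho\sigma)|\le\epsilon$ with probability at least $2/3$, for every pair $\rho,\sigma$. The sample complexity $N$ is the number of pairs of copies $(\rho,\sigma)$ used in the worst case. Throughout, $n\ge1$, $0\le k\le n$, $d=2^n$, $K=2^k$, and $0<\epsilon\le c_0$ for a sufficiently small absolute constant $c_0$. Constants in $\Omega,O,\Theta$ are absolute. The number $k$ is the budget of qubits that may cross between the laboratories in one round. The "one-way" and the "generalized" model are spelled out in Section 2; the second allows two-way quantum messages and arbitrary LOCC.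

**Theorem 1.** For $\epsilon\le 1/20$ every protocol in the generalized model has
$$N\ \ge\ \max\Big\{\frac1{180\,\epsilon^2},\ \min\Big\{\frac{\sqrt d}{20\sqrt{5\epsilon}},\ \frac{d}{1250\,K\epsilon^2}\Big\}\Big\}=\Omega\Big(\operatorname{med}\Big\{\frac1{\epsilon^2},\frac{2^{n/2}}{\sqrt\epsilon},\frac{2^{n-k}}{\epsilon^2}\Big\}\Big).$$

**Theorem 2.** For $\epsilon\le1/34$, in the generalized model,
$$N=\Omega\Big(\operatorname{med}\Big\{\frac1{\epsilon^2},\frac{2^{n/2}}{\epsilon},\frac{2^{n-k}}{\epsilon^2}\Big\}\Big).$$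

**Theorem 3.** Already in the one-way model, for all mixed $\rho,\sigma$,
$$N=O\Big(\operatorname{med}\Big\{\frac1{\epsilon^2},\frac{2^{n/2}}{\epsilon},\frac{2^{n-k}}{\epsilon^2}\Big\}\Big).$$

For the one-way model, the bound $\Omega(\operatorname{med}\{1/\epsilon^2,2^{n/2}/\sqrt\epsilon,2^{n-k}/\epsilon^2\})$ is a known result. The problem, from Weiyuan Gong, Jonas Haferkamp, Qi Ye, Zhihan Zhang, "On the sample complexity of purity and inner product estimation", arXiv:2410.12712 (2024), is whether it survives when the $k$ qubits may travel in either direction and classical communication is unrestricted. Theorem 1 says yes. Theorems 2 and 3 say more: since the one-way model is a special case of the generalized one, both have sample complexity $\Theta(\operatorname{med}\{1/\epsilon^2,2^{n/2}/\epsilon,2^{n-k}/\epsilon^2\})$, and two-way communication helps by at most a constant factor in the worst case.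

**Reading the median.** Since $K\le d$, the third entry is at least the first. If $a\le c$, then
$$\operatorname{med}\{a,b,c\}=\max\{a,\min\{b,c\}\}:$$
check the cases $b\le a$, $a\le b\le c$, $b\ge c$; the right side is $a$, $b$, $c$ respectively. So the sharp rate is $\max\{\frac1{\epsilon^2},\min\{\frac{\sqrt d}\epsilon,\frac d{K\epsilon^2}\}\}$. Some corners:

* $k=n$: the rate is $1/\epsilon^2$. Alice can ship her whole copy, and Bob runs swap tests.
* $k=0$: since $\sqrt d/\epsilon\le d/\epsilon^2$, the rate is $\max\{1/\epsilon^2,\sqrt d/\epsilon\}$.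
* $\epsilon<d^{-1/2}$: then $\sqrt d/\epsilon<1/\epsilon^2$ and the rate is $1/\epsilon^2$ whatever $k$ is.
* $\epsilon\ge d^{-1/2}$: qubits change the order of the rate only once $d/(K\epsilon^2)$ drops below $\sqrt d/\epsilon$, that is, $K>\sqrt d/\epsilon$.

## 2. The two models, and reduction to distinguishing

**Definition (one-way model).** The protocol runs in rounds $t=1,\dots,N$. In round $t$ Alice receives a fresh copy of $\rho$ and Bob a fresh copy of $\sigma$. Alice applies a quantum instrument to her copy, chosen adaptively from her earlier classical data; it yields a classical outcome and a $k$-qubit register, which she sends to Bob. Bob applies a measurement, chosen adaptively from all classical data available to him, to his copy together with the $k$ received qubits. Classical communication goes only from Alice to Bob and may be adaptive across rounds. All quantum registers of a round are measured or discarded by its end; there is no quantum memory between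 rounds and no pre-shared entanglement.

**Definition (generalized model).** As above, with one copy of $\rho$ and one of $\sigma$ per round, no quantum state persisting across rounds, no pre-shared entanglement. But within each round Alice and Bob may exchange quantum messages in both directions over any number of interactive exchanges, as long as the total number of qubits exchanged in that round, summed over both directions, is at most $k$; and within and across rounds they may use arbitrary two-way adaptive classical communication and local operations (LOCC).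

We call *record* of a round all classical data produced in it by either party (including private coins), and *transcript* the list of all records. Outcome sets are taken finite; for general outcome spaces replace sums by integrals.

**Distinguishing.** Suppose two hypotheses $H_0,H_1$ are such that the overlap $\operatorname{tr}(\rho\sigma)$ under $H_1$ always exceeds that under $H_0$ by more than $2\epsilon$. Here $H_1$ may involve random states. Thresholding $\hat e$ tells the hypotheses apart with both errors at most $1/3$. Hence the transcript laws $P_0,P_1$ satisfy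
$$\mathrm{TV}(P_0,P_1)\ge\tfrac13. \tag{1}$$
Every lower bound below consists in violating (1) when $N$ is too small.

**Facts used.** Logs are natural.

1. Let $F$ be the swap on $\mathbb C^d\otimes\mathbb C^d$; $\operatorname{tr}(F\,X\otimes Y)=\operatorname{tr}(XY)$. Let $\Gamma$ denote partial transpose on Bob's side, $(X\otimes Y)^\Gamma=X\otimes Y^T$. Then $\operatorname{tr}(XY)=\operatorname{tr}(X^\Gamma Y^\Gamma)$ (check on products). With $\tilde\Phi=\sum_i|ii\rangle$, $F=\sum_{ij}|i\rangle\langle j|\otimes|j\rangle\langle i|$ gives $F^\Gamma=|\tilde\Phi\rangle\langle\tilde\Phi|$. A separable operator $\sum_iA_i\otimes B_i$ with $A_i,B_i\ge0$ has positive partial transpose. The projector $(I-F)/2$ does not: for $d=2$ its partial transpose $(I-|\tilde\Phi\rangle\langle\tilde\Phi|)/2$ has eigenvalue $-\frac12$.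
2. Teleportation: sending one qubit, in either direction, can be simulated by one ebit (a maximally entangled pair of qubits) and LOCC.
3. For a Haar unit vector $\phi\in\mathbb C^d$, $E(\phi\phi^\dagger)^{\otimes m}=\Pi_{\rm sym}/\binom{d+m-1}m$. In particular $E\phi\phi^\dagger=I/d$, $E(\phi\phi^\dagger)^{\otimes2}=\frac{I+F}{d(d+1)}$. Let $\gamma$ be the standard complex Gaussian measure, $E|g_i|^2=1$. If $\zeta\sim\mathrm{Gamma}(d,1)$ is independent of $\phi$, then $g=\sqrt\zeta\,\phi\sim\gamma$, and $E_\gamma\|g\|^{2m}=d^{(m)}:=d(d+1)\cdots(d+m-1)$. So for functions bihomogeneous of degree $m$ in $(\phi,\bar\phi)$, $E_{\rm Haar}=E_\gamma/d^{(m)}$.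
4. $\mathrm{TV}\le\sqrt{\mathrm{KL}/2}$ (Pinsker); $\mathrm{KL}$ and mutual information obey data processing and the chain rule; $\mathrm{TV}(P,Q)\le\sqrt{1-(\sum\sqrt{PQ})^2}$.
5. Donsker–Varadhan (D–V): $\mathrm{KL}(\nu\|\mu)\ge E_\nu f-\log E_\mu e^f$. By Jensen, $\log E_\mu e^f\ge\log E_\nu\big[e^f\frac{d\mu}{d\nu}\big]\ge E_\nu f-\mathrm{KL}(\nu\|\mu)$.

**The $1/\epsilon^2$ bound.** This is the one entry that has nothing to do with communication. Take $\rho=|0\rangle\langle0|$ and $\sigma_\pm=(\frac12\pm a)|0\rangle\langle0|+(\frac12\mp a)|1\rangle\langle1|$ with $a=2\epsilon\le\frac1{10}$. The overlaps $\frac12\pm a$ differ by $4\epsilon>2\epsilon$. Any protocol, even a joint measurement of all copies, is a channel applied to $N$ independent Bernoulli$(\frac12\pm a)$ bits. So the divergence between the transcript laws is at most $N\cdot\mathrm{KL}$ with, for $x=2a\le\frac15$,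
$$\mathrm{KL}=2a\log\frac{1+2a}{1-2a}=2x\Big(x+\frac{x^3}3+\frac{x^5}{5}+\cdots\Big)\le2x^2\Big(1+\frac{x^2}{3(1-x^2)}\Big)\le10a^2 .$$
By Pinsker and (1), $\frac13\le\sqrt{5Na^2}$, so $N\ge\frac1{45a^2}=\frac1{180\epsilon^2}$ for $\epsilon\le\frac1{20}$.

## 3. $K$-admissible POVMs

We need one property that every round of the generalized model has, however interactive it is.

**Definition.** A POVM $\{E_o\}$ on $\mathbb C^d\otimes\mathbb C^d$ is *$K$-admissible* if there are $Q_o\ge0$ with $-Q_o\le E_o^\Gamma\le Q_o$ and $\sum_oQ_o\le K\,I$.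

*Example 1.* If all $E_o$ are separable, $Q_o=E_o^\Gamma$ works with $K=1$.

*Example 2 (swap test).* $E_\pm=(I\pm F)/2$ has $E_\pm^\Gamma=(I\pm d\,\Phi)/2$ with $\Phi=|\tilde\Phi\rangle\langle\tilde\Phi|/d$ a rank-one projector. Take $Q_\pm=|E_\pm^\Gamma|$. On the range of $\Phi$ these add up to $\frac{d+1}2+\frac{d-1}2=d$; on its complement, to $1$. So the swap test is $d$-admissible. No smaller number works: any valid $Q_\pm$ have expectation at least $\frac{d+1}2$, $\frac{d-1}2$ in the state $\tilde\Phi/\sqrt d$.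

**Lemma 1.** In the generalized model, the record $o$ of one round is the outcome of a $K$-admissible POVM on $\rho\otimes\sigma$, chosen as a function of the records of earlier rounds.

*Proof.* **Step 1 (trade qubits for ebits).** By teleportation, exchanging at most $k$ qubits in a round, in any directions and order, is simulated by LOCC plus $k$ ebits, i.e. a maximally entangled state $\Phi_K$ on $A'B'$ with $\dim A'=\dim B'=K$. LOCC with local ancillas on $AA':BB'$ has product Kraus operators, so the POVM element of the record is separable: $M_o=\sum_iA_i^\dagger A_i\otimes B_i^\dagger B_i$. Hence, transposing $BB'$, $M_o^\Gamma\ge0$ and $\sum_oM_o^\Gamma=I$.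

**Step 2 (compute the effective POVM).** On $\rho\otimes\sigma$ the record has POVM element $E_o=\operatorname{tr}_{A'B'}[M_o(I\otimes\Phi_K)]$. Transposing $B'$ in both factors does not change the partial trace over $A'B'$ (fact 1), and $\Phi_K^\Gamma=F'/K$ with $F'$ the swap of $A',B'$. So
$$E_o^\Gamma=\tfrac1K\operatorname{tr}_{A'B'}[M_o^\Gamma(I\otimes F')].$$

**Step 3 (dominate it).** Put $Q_o=\frac1K\operatorname{tr}_{A'B'}M_o^\Gamma\ge0$. Then $Q_o\pm E_o^\Gamma=\frac1K\operatorname{tr}_{A'B'}[M_o^\Gamma(I\otimes(I\pm F'))]$. With $S=I\pm F'\ge0$ this is $\frac1K\operatorname{tr}_{A'B'}[(I\otimes\sqrt S)M_o^\Gamma(I\otimes\sqrt S)]\ge0$. Finally $\sum_oQ_o=\frac1K\operatorname{tr}_{A'B'}I=\frac1KK^2I=KI$. No quantum state survives the round, so the POVM depends only on earlier records. $\square$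

The proof used the qubits only through ebits. So the lower bounds below hold even if the $k$ exchanged qubits per round are replaced by $k$ fresh ebits per round with unlimited two-way LOCC, and for every adaptive protocol whose rounds use $K$-admissible POVMs.

**Lemma 2.** For a $K$-admissible POVM put $p_0(o)=\operatorname{tr}E_o/d^2$ and $f_o=\operatorname{tr}(E_oF)/\operatorname{tr}E_o\in[-1,1]$ (outcomes with $E_o=0$ are dropped). Then $\sum_op_0f_o=1/d$ and
$$\sum_op_0f_o^2\le\sum_op_0|f_o|\le K/d .$$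

*Proof.* $|f_o|\le1$ as $-I\le F\le I$. Next, $\sum_op_0f_o=\operatorname{tr}F/d^2=1/d$. By fact 1,
$$\sum_o|\operatorname{tr}E_oF|=\sum_o|\langle\tilde\Phi|E_o^\Gamma|\tilde\Phi\rangle|\le\sum_o\langle\tilde\Phi|Q_o|\tilde\Phi\rangle\le K\|\tilde\Phi\|^2=Kd;$$
divide by $d^2$. $\square$

*Example 3 (equality).* Split $\mathbb C^d$ into $d/K$ coordinate blocks $P_j$ of dimension $K$. Alice measures $\{P_j\}$ and sends her $K$-dimensional state; Bob measures $\{P_j\}$; if the blocks agree he performs the swap test in the block. On agreement $f=\pm1$; on disagreement $(i\neq j)$ $\operatorname{tr}(P_i\otimes P_jF)=\operatorname{tr}P_iP_j=0$. So $\sum p_0|f|=\frac dK\cdot\frac{K^2}{d^2}=\frac Kd$. This POVM is the protocol of Section 10(a).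

## 4. A fresh spike per round, and a common spike

The simplest pair of hypotheses is, with $s\in(0,\frac12]$,
$$H_0:\ \rho=\sigma=I/d;\qquad H_1:\ \rho=\sigma=(1-s)\tfrac Id+s\,\phi\phi^\dagger,\quad\phi\text{ Haar}.$$

**One round.** Averaging over $\phi$ with $E\phi\phi^\dagger=I/d$ and $E(\phi\phi^\dagger)^{\otimes2}=\frac{I+F}{d(d+1)}$, the outcome $o$ has probability $p_0(o)(1+v_o)$ under $H_1$, where
$$1+v_o=(1-s)^2+2s(1-s)+s^2\tfrac d{d+1}(1+f_o),\qquad v_o=s^2\,\frac{df_o-1}{d+1}. \tag{2}$$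
By Lemma 2, $\sum p_0v_o=0$, and $\sum p_0(df_o-1)^2=d^2\sum p_0f_o^2-1$ gives $\sum p_0v_o^2\le s^4K/d$.

**First attempt.** If a fresh $\phi$ were drawn in every round, the likelihood ratio of the transcript would be $Z=\prod_t(1+v_t)$. Then $E_{P_0}Z=1$, $E_{P_0}Z^2\le e^{Ns^4K/d}$, so $\mathrm{TV}\le\frac12\sqrt{e^{Ns^4K/d}-1}$, and one would get $N=\Omega(d/(Ks^4))$; with $s^2\sim\epsilon$ this is $\Omega(d/(K\epsilon^2))$. It cannot be the truth for the actual problem. With $K=1$ it would contradict Theorem 3, which gives $O(\sqrt d/\epsilon)$ when $\epsilon\ge d^{-1/2}$; take $\epsilon$ a small constant and $d$ large.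

The exact point of failure is that $\phi$ is the same in all rounds: the likelihood ratio is $E_\phi\prod_tg_t$, not $\prod_tE_\phi g_t$. A hand computation shows what is lost. Let both parties measure in a fixed basis, with outcomes $x_t,y_t$. Given $\phi$, all outcomes are independent with the same law $p$, so for *any* two rounds $t,t'$, equal or not,
$$P_1(x_t=y_{t'})=E\sum_xp_x^2=\frac1d\Big(1+s^2\frac{d-1}{d+1}\Big).$$
There are $N^2$ pairs $(x_t,y_{t'})$ and only $N$ of them lie in one round; the fresh-spike calculation sees just these $N$.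

**What would suffice.** $\mathrm{TV}=E_{P_0}(1-L)_+$ depends only on how far the likelihood ratio $L$ falls *below* $1$. So we do not need an estimate of $L$; an inequality $L\ge(1-\text{small})\,Z$ is enough. The question becomes whether $E_\phi\prod\ge\prod E_\phi$ for the functions that occur. It cannot hold without a loss: $E\big[d|\phi_1|^2\cdot d|\phi_2|^2\big]=\frac{d}{d+1}<1$. For Gaussian $g$ the corresponding loss is absent, $E|g_1|^2|g_2|^2=1$; the factor $\frac d{d+1}=d^2/d^{(2)}$ comes from the normalization. This is the general pattern.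

## 5. Bombieri's inequality and the proof of Theorem 1

**Lemma 3 (Bombieri's inequality; Beauzamy–Bombieri–Enflo–Montgomery, J. Number Theory 1990).** For polynomials $p,q$ on $\mathbb C^d$ with $p$ homogeneous, $E_\gamma|pq|^2\ge E_\gamma|p|^2\,E_\gamma|q|^2$.

*Example.* For $d=1$, $p=z^a$, $q=z^b$, it says $(a+b)!\ge a!\,b!$.

*Proof.* Let $\langle p,q\rangle=E_\gamma\bar pq$. Monomials are orthogonal, $\|z^\beta\|^2=\beta!$, and $\langle z_jp,q\rangle=\langle p,\partial_jq\rangle$ (check on monomials). So the adjoint of multiplication by $p=\sum p_\alpha z^\alpha$ is $p^*(\partial)=\sum\bar p_\alpha\partial^\alpha$. By Leibniz,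
$$p^*(\partial)(pq)=\sum_\alpha\bar p_\alpha\sum_{\beta\le\alpha}\binom\alpha\beta(\partial^\beta p)(\partial^{\alpha-\beta}q).$$
Since $\partial^\beta p=\sum_\alpha p_\alpha\frac{\alpha!}{(\alpha-\beta)!}z^{\alpha-\beta}$, we have $\frac1{\beta!}(\partial^\beta p)^*(\partial)=\sum_\alpha\bar p_\alpha\binom\alpha\beta\partial^{\alpha-\beta}$. Therefore $p^*(\partial)(pq)=\sum_\beta\frac1{\beta!}(\partial^\beta p)\,(\partial^\beta p)^*(\partial)q$, and
$$\|pq\|^2=\langle q,p^*(\partial)(pq)\rangle=\sum_\beta\frac1{\beta!}\big\|(\partial^\beta p)^*(\partial)q\big\|^2 .$$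
All terms are nonnegative. For $|\beta|=\deg p$, $\partial^\beta p=\beta!\,p_\beta$ is constant, and these terms sum to $\sum_\beta\beta!|p_\beta|^2\|q\|^2=\|p\|^2\|q\|^2$. $\square$

By induction $E_\gamma\prod_t|p_t|^2\ge\prod_tE_\gamma|p_t|^2$ for homogeneous $p_t$; and, expanding, the same for products of finite sums $\sum_i|p_{t,i}|^2$ in which, for each $t$, all $p_{t,i}$ have the same degree.

### Proof of Theorem 1

Let $\epsilon\le\frac1{20}$ and $s=\sqrt{5\epsilon}\le\frac12$ in the instance of Section 4. The overlaps are $\frac1d$ and $s^2+\frac{1-s^2}d$; the gap is $s^2(1-\frac1d)\ge2.5\epsilon>2\epsilon$, so (1) applies.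

**Step 1 (expand the likelihood ratio into squares of polynomials).** Let $E_t$ be the POVM element obtained in round $t$. Under $P_0$ the transcript has probability $\prod_t\operatorname{tr}E_t/d^2$, so
$$L=\frac{dP_1}{dP_0}=E_\phi\prod_tg_t,\qquad g_t=\frac{d^2}{\operatorname{tr}E_t}\operatorname{tr}(E_t\,\rho\otimes\rho)=\sum_{\ell\in\{00,10,01,11\}}G_{t,\ell}(\phi),$$
where $\ell$ records for each of the two registers whether the $I/d$ part (0) or the $\phi\phi^\dagger$ part (1) of $\rho$ is used. Writing $E_t=\sum\psi\psi^\dagger$ and $I=\sum_je_je_j^\dagger$, each $G_{t,\ell}$ is a finite sum of $|\text{homogeneous holomorphic polynomial of degree }|\ell||^2$: the polynomials are multiples of $1$, $\langle\psi|\phi\otimes e_j\rangle$, $\langle\psi|e_j\otimes\phi\rangle$, $\langle\psi|\phi\otimes\phi\rangle$.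

**Step 2 (decouple the rounds, at a price).** With $m=\sum_t|\ell_t|$, fact 3 and Lemma 3 give
$$E_\phi\prod_tG_{t,\ell_t}=\frac{E_\gamma\prod_tG_{t,\ell_t}}{d^{(m)}}\ge\frac{\prod_tE_\gamma G_{t,\ell_t}}{d^{(m)}}=\frac{\prod_td^{(|\ell_t|)}}{d^{(m)}}\prod_tE_\phi G_{t,\ell_t}\ge e^{-m^2/2d}\prod_tE_\phi G_{t,\ell_t},$$
because $d^{(j)}\ge d^j$ and $d^{(m)}=d^m\prod_{i<m}(1+\frac id)\le d^me^{m^2/2d}$.

**Step 3 (sum over the choices $\ell$).** By (2) the numbers $E_\phi G_{t,\ell}$ are $(1-s)^2$, $s(1-s)$, $s(1-s)$, $s^2\frac d{d+1}(1+f_t)$, with sum $1+v_t$. Since $|df_t-1|\le d+1$, $|v_t|\le s^2\le\frac14$. Let $Q$ be the law making the $\ell_t$ independent with probabilities $E_\phi G_{t,\ell}/(1+v_t)$, and $Z=\prod_t(1+v_t)$. By Jensen,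
$$L\ \ge\ Z\,E_Q\,e^{-m^2/2d}\ \ge\ Z\,e^{-E_Qm^2/2d}.$$

**Step 4 (bound the price).** Here $\frac1{1+v_t}\le\frac43$ and $1+f_t\le2$, so $E_Q|\ell_t|\le\frac43(2s(1-s)+4s^2)=\frac43(2s+2s^2)\le4s$, and $E_Q|\ell_t|^2\le2E_Q|\ell_t|\le8s$. By independence $E_Qm^2\le(\sum_tE_Q|\ell_t|)^2+\sum_tE_Q|\ell_t|^2\le16s^2N^2+8sN$. So $L\ge e^{-\kappa}Z$ with $\kappa=(8s^2N^2+4sN)/d$.

**Step 5 (control $Z$ and conclude).** As computed after (2), $E_{P_0}[v_t|\text{past}]=0$ and $E_{P_0}[v_t^2|\text{past}]\le s^4K/d$. Conditioning from the last round backwards, $E_{P_0}Z=1$ and $E_{P_0}Z^2\le e^{Ns^4K/d}$. Since $1-e^{-\kappa}Z=(1-e^{-\kappa})+e^{-\kappa}(1-Z)$,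
$$\mathrm{TV}=E_{P_0}(1-L)_+\le E_{P_0}(1-e^{-\kappa}Z)_+\le\kappa+E_{P_0}|1-Z|\le\kappa+\sqrt{e^{Ns^4K/d}-1}.$$
Suppose $N\le\frac{\sqrt d}{20s}$ and $N\le\frac d{50Ks^4}=\frac d{1250K\epsilon^2}$. Then $\kappa\le\frac8{400}+\frac{0.2}{\sqrt d}\le0.02+\frac{0.2}{\sqrt2}<0.162$, and the root is at most $\sqrt{e^{0.02}-1}<0.143$. So $\mathrm{TV}<0.305<\frac13$, contradicting (1). Hence $N$ exceeds $\min\{\frac{\sqrt d}{20\sqrt{5\epsilon}},\frac d{1250K\epsilon^2}\}$. Together with the $1/\epsilon^2$ bound of Section 2, Theorem 1 follows. $\blacksquare$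

## 6. Why the same computation does not give $\sqrt d/\epsilon$, and a rank-$r$ instance

In this argument the exponent $\kappa\approx8s^2N^2/d$ must stay bounded, which caps $N$ at order $\sqrt d/s\sim\sqrt d/\sqrt\epsilon$. To reach $\sqrt d/\epsilon$ we change the instance: the overlap excess of order $\epsilon$ is spread over $r\sim1/\epsilon$ directions with total weight $\frac12$.

If $\epsilon<d^{-1/2}$, then $\sqrt d/\epsilon<1/\epsilon^2$, the median in Theorem 2 is $1/\epsilon^2$, and Section 2 suffices. So from here to the end of Section 9 let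
$$d^{-1/2}\le\epsilon\le\tfrac1{34},\qquad r=\Big\lfloor\frac1{17\epsilon}\Big\rfloor,\qquad\text{so}\quad\frac1{34\epsilon}\le r\le\frac1{17\epsilon},\quad 2\le r\le\sqrt d.$$

**Instance.** $H_0$: $\rho=\sigma=I/d$. $H_1$: $\rho=\sigma=\rho_\Phi=\frac12\frac Id+\frac12\rho'$ with $\rho'=\frac1r\sum_{a=1}^r\phi_a\phi_a^\dagger$, and $\Phi=(\phi_1,\dots,\phi_r)$ i.i.d. Haar. Since $\rho'$ has rank at most $r$, $\operatorname{tr}\rho'^2\ge1/r\ge17\epsilon$; and $\frac1d\le\epsilon^2\le\frac\epsilon{34}$. Hence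
$$\operatorname{tr}\rho_\Phi^2-\tfrac1d=\tfrac14\big(\operatorname{tr}\rho'^2-\tfrac1d\big)\ge\tfrac14\big(17\epsilon-\tfrac\epsilon{34}\big)>4\epsilon,$$
and (1) applies.

**The Bombieri computation on this instance.** Choose for each register $I/d$ or one of the $\phi_a$. If $\phi_a$ is used $m_a$ times, the normalizations cost $\prod_ad^{m_a}/d^{(m_a)}\ge e^{-\sum_am_a^2/2d}$, so Steps 2–3 give $L\ge Ze^{-\kappa}$ with $\kappa=E_Q\sum_am_a^2/2d$. The per-round weights sum to $1+v_t$ with $v_t=\frac1{4r}\frac{df_t-1}{d+1}$, $|v_t|\le\frac1{4r}\le\frac18$, and "both registers $I/d$" has weight $\frac14$; so each round uses some $\phi_a$ with $Q$-probability at least $1-\frac{1/4}{7/8}>0.7$. With $M=\sum_am_a$ we get $E_QM\ge0.7N$ and, by Cauchy–Schwarz, $\kappa\ge(E_QM)^2/(2rd)\ge0.24\,N^2/(rd)$. This bound is useless once $N\gg\sqrt{rd}$, and $\sqrt{rd}\le\sqrt d/\sqrt{17\epsilon}$: we are back at $\sqrt d/\sqrt\epsilon$.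

**A different comparison.** Instead of bounding $L$ for the whole transcript at once, compare the *next* round under $P_0$ and $P_1$ given the past. Under $P_1$ the next round is governed by the posterior mean of $\rho_\Phi\otimes\rho_\Phi$. It differs from $I/d^2$ for two reasons: the purity term $\frac1{4r}F$, which Lemma 2 controls, and what the past has revealed about $\Phi$. The second is limited by information: $t$ rounds reveal $O(t/r)$ nats, and $D$ nats change the next round by only $O(D/(dr))$ in squared Hellinger distance. Summing $t/(dr^2)$ over $t\le N$ gives $N^2/(dr^2)$, small up to $N\sim\sqrt d\,r\sim\sqrt d/\epsilon$. The next three sections prove these statements.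

We shall show that (1) fails if, for a small absolute $c\le1$,
$$N\le c\min\{\sqrt d\,r,\ r^2d/K\}. \tag{3}$$
Under (3), $t\le N$ implies $t\le\sqrt d\,r\le d$. Let $Y_t$ be the transcript after $t$ rounds, and let $D_t$, a function of $Y_t$, be $\mathrm{KL}(\text{posterior}\,\|\,\text{Haar prior})$ for $\Phi$ given $Y_t$ under $P_1$. Then $E_{P_1}D_t=I(\Phi;Y_t)$. As $\rho_\Phi\ge\frac I{2d}$, $P_0$ and $P_1$ have the same null sets.

## 7. A Hellinger chain lemma and the posterior mean of $\rho\otimes\rho$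

The chain lemma turns per-round bounds, averaged under $P_1$ only, into a bound on total variation.

**Lemma 4.** Let $p_t,q_t$ be the conditional laws of round $t$ under $P_0,P_1$ given the past, $h_t=1-\sum_o\sqrt{p_tq_t}$, and $0<\eta<\frac12$. Then $\mathrm{TV}(P_0,P_1)\le\frac1\eta E_{P_1}\sum_th_t+\sqrt{2\eta}$.

*Proof.* $H_t=\sum_{u\le t}h_u$ is nondecreasing in $t$ and depends only on the first $t-1$ records. Let $P_1'$ be the law that uses $q_t$ in round $t$ if $H_t\le\eta$ and $p_t$ otherwise. On transcripts with $H_N\le\eta$ it agrees with $P_1$. So $\mathrm{TV}(P_1,P_1')=\sum_y(P_1-P_1')_+\le P_1(H_N>\eta)\le\frac1\eta E_{P_1}H_N$.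

For $P_1'$ the corresponding quantities are $h'_t=h_t1[H_t\le\eta]$, and $\sum_th_t'\le\eta$ on every path. Summing out the last record, then the one before, and so on, $\sum_y\prod_t\frac{\sqrt{p_tq_t'}}{1-h_t'}=1$. So
$$\sum_y\sqrt{P_0P_1'}=\sum_y\prod_t\frac{\sqrt{p_tq'_t}}{1-h'_t}\prod_t(1-h'_t)\ \ge\ \min_y\prod_t(1-h'_t)\ \ge\ 1-\eta,$$
and $\mathrm{TV}(P_0,P_1')\le\sqrt{1-(1-\eta)^2}\le\sqrt{2\eta}$. Add the two. $\square$

Now fix $Y_t$, write $E_{\rm post}$ for the posterior expectation, and set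
$$\Omega=E_{\rm post}\,\rho_\Phi\otimes\rho_\Phi,\qquad\bar X=d\,E_{\rm post}\rho'-I.$$

**Lemma 5.** $d^2\Omega-I=\frac12(\bar X\otimes I+I\otimes\bar X)+\frac1{4r}F+B$ with
$$\frac1{d^2}\|B\|_1\le\frac{4t^2}{r^2d^2}+\frac{3t}{r^2d}+\frac1{2rd}.$$

*Proof.* **Step 1 (the posterior is a mixture of polynomial densities).** The likelihood of $Y_t$ is $\prod_{u\le t}\operatorname{tr}(E_u\,\rho_\Phi\otimes\rho_\Phi)$. Expand each $E_u$ into rank-one terms, each $\rho_\Phi$ into its terms $I/d$ and $\phi_a\phi_a^\dagger$, and $I$ into a basis. The likelihood becomes $\sum_\beta|q_\beta(\Phi)|^2$ with $q_\beta\not\equiv0$ holomorphic, homogeneous of degree $n_a=n_a(\beta)$ in each $\phi_a$, and $\sum_an_a\le2t$. So the posterior is a mixture, with weights $\pi_\beta\propto E|q_\beta|^2$, of the laws with Haar density $\propto|q_\beta|^2$.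

**Step 2 (moments of such a law).** Fix $\beta$ and $q=q_\beta$. Pass to independent Gaussians $g_a$ by homogeneity, $E_{\rm Haar}=E_\gamma/\prod_ad^{(\deg_a)}$, and use $\langle p,q\rangle=E_\gamma\bar pq$, for which the adjoint of multiplication by $g_{a,j}$ is $\partial_{a,j}$. For the first moment,
$$E_\gamma[g_{a,i}\bar g_{a,j}|q|^2]=\langle q,\partial_{a,j}(g_{a,i}q)\rangle=\delta_{ij}\|q\|^2+\langle\partial_{a,i}q,\partial_{a,j}q\rangle .$$
The ratio of normalizations is $d^{(n_a)}/d^{(n_a+1)}=1/(d+n_a)$. So, for expectations under the law $\propto|q|^2$,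
$$E\phi_a\phi_a^\dagger=\frac{I+R_a}{d+n_a},\qquad(R_a)_{ij}=\frac{\langle\partial_{a,i}q,\partial_{a,j}q\rangle}{\|q\|^2}.$$
For $a\ne b$ the operators $\partial_{a,j}g_{a,i}=\delta_{ij}+g_{a,i}\partial_{a,j}$ and $\partial_{b,j'}g_{b,i'}$ commute, so, with $(\Theta_{ab})_{ii',jj'}=\langle\partial_{a,i}\partial_{b,i'}q,\partial_{a,j}\partial_{b,j'}q\rangle/\|q\|^2$,
$$E\,\phi_a\phi_a^\dagger\otimes\phi_b\phi_b^\dagger=\frac{I+R_a\otimes I+I\otimes R_b+\Theta_{ab}}{(d+n_a)(d+n_b)}.$$
For $a=b$, normal ordering of $\partial_j\partial_{j'}g_ig_{i'}$ gives two full contractions $\delta_{ij}\delta_{i'j'}+\delta_{ij'}\delta_{i'j}$, which are $I+F$; four single contractions $\delta_{i'j'}g_i\partial_j$, $\delta_{ij}g_{i'}\partial_{j'}$, $\delta_{i'j}g_i\partial_{j'}$, $\delta_{ij'}g_{i'}\partial_j$, which are $R\otimes I$, $I\otimes R$, $(R\otimes I)F$, $(I\otimes R)F$; and the term without contraction. So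
$$E(\phi_a\phi_a^\dagger)^{\otimes2}=\frac{I+F+R_a\otimes I+I\otimes R_a+(R_a\otimes I)F+(I\otimes R_a)F+\Theta_{aa}}{(d+n_a)(d+n_a+1)}.$$
The matrices $R_a,\Theta_{ab}$ are Gram matrices, hence PSD. By Euler's identity $\operatorname{tr}R_a=n_a$, $\operatorname{tr}\Theta_{ab}=n_an_b$ for $a\ne b$, $\operatorname{tr}\Theta_{aa}=n_a(n_a-1)$.

*Example.* For $r=1$, $q=\phi_1^n$ (a power of the first coordinate), $R=n\,e_1e_1^\dagger$, and the formula gives $E|\phi_1|^2=\frac{n+1}{d+n}$, the mean of the $\mathrm{Beta}(n+1,d-1)$ law. So $R$ counts how often directions have been seen.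

**Step 3 (the errors for $a\ne b$).** Let $\alpha_a=\frac d{d+n_a}$ and $X_a=\alpha_a(I+R_a)-I=d\,E\phi_a\phi_a^\dagger-I$, so $\bar X=\sum_\beta\pi_\beta\frac1r\sum_aX_a$. Let $C_{ab}=d^2E[\phi_a\phi_a^\dagger\otimes\phi_b\phi_b^\dagger]-I-X_a\otimes I-I\otimes X_b$. Collecting coefficients,
$$C_{ab}=(1-\alpha_a)(1-\alpha_b)I-\alpha_a(1-\alpha_b)R_a\otimes I-\alpha_b(1-\alpha_a)I\otimes R_b+\alpha_a\alpha_b\Theta_{ab}.$$
As $1-\alpha_a\le n_a/d$, $\|I\|_1=d^2$, $\|R_a\otimes I\|_1=n_ad$, each of the four terms has trace norm at most $n_an_b$. So $\|C_{ab}\|_1\le4n_an_b$.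

**Step 4 (the errors for $a=b$).** Write $n=n_a$, $\alpha=\frac d{d+n}$, $\alpha'=\frac d{d+n+1}$, $R=R_a$, and let $C_{aa}=d^2E(\phi_a\phi_a^\dagger)^{\otimes2}-I-X_a\otimes I-I\otimes X_a-F$. Then
$$C_{aa}=(\alpha\alpha'-2\alpha+1)I+(\alpha\alpha'-1)F-\alpha(1-\alpha')(R\otimes I+I\otimes R)+\alpha\alpha'\big[(R\otimes I)F+(I\otimes R)F+\Theta_{aa}\big].$$
Here $\alpha\alpha'-2\alpha+1=(1-\alpha)^2-\alpha(\alpha-\alpha')$, so its modulus is at most $\frac{n^2}{d^2}+\frac1d$; also $1-\alpha\alpha'\le(1-\alpha)+(1-\alpha')\le\frac{2n+1}d$ and $1-\alpha'\le\frac{n+1}d$. Since $\|F\|_1=d^2$ and $\|(R\otimes I)F\|_1=\|R\otimes I\|_1=nd$ ($F$ is unitary),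
$$\|C_{aa}\|_1\le(n^2+d)+d(2n+1)+2n(n+1)+2nd+n^2\le4n^2+6nd+2d.$$

**Step 5 (sum up).** Averaging over $a,b$ and over $\beta$,
$$d^2E_{\rm post}\,\rho'\otimes\rho'=I+\bar X\otimes I+I\otimes\bar X+\frac1rF+B',\qquad B'=\frac1{r^2}\sum_\beta\pi_\beta\sum_{a,b}C_{ab}.$$
For each $\beta$, $\sum_{a,b}\|C_{ab}\|_1\le4(\sum_an_a)^2+6d\sum_an_a+2dr\le16t^2+12td+2rd$. So $\frac1{d^2}\|B'\|_1\le\frac1{r^2}[\frac{16t^2}{d^2}+\frac{12t}d+\frac{2r}d]$. Finally $d^2\Omega=\frac14[I+(I+\bar X)\otimes I+I\otimes(I+\bar X)+d^2E_{\rm post}\rho'\otimes\rho']$, which is the claim with $B=B'/4$. $\square$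

## 8. What $D_t$ nats can do to the next round

Let $\omega(x)=x-\log(1+x)$ on $(-1,\infty)$; it is convex and nonnegative.

**Lemma 6.** Let $x_i$ be the eigenvalues of $\bar X$. Then $x_i>-1$ and $r\sum_i\omega(x_i)\le D_t$.

*Proof.* $x_i>-1$ because the posterior has a density with respect to Haar measure, so $E_{\rm post}\rho'>0$. To turn the sphere into Gaussians, let $g_a=\sqrt{\zeta_a}\,\phi_a$ with independent $\zeta_a\sim\mathrm{Gamma}(d,1)$. Under the prior the $g_a$ are i.i.d. $\gamma$; under the posterior the divergence of $(g_a)$ from this law is still $D_t$, as the $\zeta_a$ have the same law in both cases and $(\phi_a,\zeta_a)\leftrightarrow g_a$ is one-to-one almost surely. Let $e_i$ be the eigenvectors of $\bar X$ and apply D–V to $\sum_is_i\sum_a|\langle e_i|g_a\rangle|^2$ with $s_i=\frac{x_i}{1+x_i}<1$. Under the posterior, $\sum_aE|\langle e_i|g_a\rangle|^2=d\,r\,\langle e_i|E_{\rm post}\rho'|e_i\rangle=r(1+x_i)$. Under the prior, $|\langle e_i|g_a\rangle|^2$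 are i.i.d. exponential, with $E\,e^{s\xi}=\frac1{1-s}$. So
$$D_t\ge r\sum_i\big[s_i(1+x_i)+\log(1-s_i)\big]=r\sum_i\big[x_i-\log(1+x_i)\big].\qquad\square$$

**Lemma 7.** For the round following $Y_t$, $t<N$,
$$h_{t+1}\le8\Big[\frac{8D_t}{dr}+\frac K{16r^2d}+\frac{7t}{r^2d}+\frac1{2rd}\Big].$$

*Proof.* **Step 1 (split the perturbation).** Let $\{E_o\}$ be the POVM of the round. The conditional laws are $p_0(o)=\operatorname{tr}E_o/d^2$ and $\operatorname{tr}E_o\Omega=p_0(o)(1+z_o)$; by Lemma 5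
$$z_o=\frac{\operatorname{tr}E_o(d^2\Omega-I)}{\operatorname{tr}E_o}=\tfrac12z_o^A+\tfrac12z_o^B+\tfrac1{4r}f_o+b_o,$$
with $z^A_o=\operatorname{tr}(E_o\,\bar X\otimes I)/\operatorname{tr}E_o$, $z^B_o$ likewise, $b_o=\operatorname{tr}(E_oB)/\operatorname{tr}E_o$. Let $m(z)=\min(z^2,|z|)$. Since $|\sqrt{1+z}-1|=\frac{|z|}{\sqrt{1+z}+1}\le|z|$, and $|\sqrt{1+z}-1|^2\le|\sqrt{1+z}-1|(\sqrt{1+z}+1)=|z|$, we have $h_{t+1}=\frac12\sum p_0(\sqrt{1+z}-1)^2\le\frac12\sum p_0m(z)$. As $m$ increases in $|z|$ and $m(4z)\le16m(z)$, $m(\sum_{j\le4}z_j)\le16\sum_jm(z_j)$. So $h_{t+1}\le8\sum_j\sum_op_0m(z_j)$ over the four parts.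

**Step 2 (error part).** $\sum p_0|b_o|=\frac1{d^2}\sum_o|\operatorname{tr}E_oB|\le\frac1{d^2}\sum_o\operatorname{tr}E_o|B|=\frac1{d^2}\|B\|_1\le\frac{7t}{r^2d}+\frac1{2rd}$, using $t\le d$.

**Step 3 (purity part).** $\sum p_0(f_o/4r)^2\le\frac K{16r^2d}$ by Lemma 2. This is the only place where $K$ enters.

**Step 4 (learned parts).** First, $m\le4\omega$ on $(-1,\infty)$: $(\omega-\frac{z^2}4)'=\frac{z(1-z)}{2(1+z)}$ is $\le0$ on $(-1,0]$ and $\ge0$ on $[0,1]$, so $\omega\ge\frac{z^2}4$ on $(-1,1]$; and $\omega(1)=1-\log2>\frac14$, $\omega'=\frac z{1+z}\ge\frac12$ on $[1,\infty)$, so there $\omega\ge\frac14+\frac{z-1}2\ge\frac z4$. Next, $z^A_o=\sum_i\theta_i(o)x_i$, where $\theta_i(o)=\langle e_i|\operatorname{tr}_BE_o|e_i\rangle/\operatorname{tr}E_o$ is a probability vector and $\sum_op_0(o)\theta_i(o)=\frac1{d^2}\langle e_i|\operatorname{tr}_BI|e_i\rangle=\frac1d$. By convexity of $\omega$ and Lemma 6,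
$$\sum p_0\,m(z^A)\le4\sum_op_0\sum_i\theta_i(o)\omega(x_i)=\frac4d\sum_i\omega(x_i)\le\frac{4D_t}{dr}.$$
The same holds for $z^B$, and $m(z/2)\le m(z)$. Add the four parts. $\square$

## 9. Growth of information, and the proof of Theorem 2

**Proposition.** There is an absolute $C_2$ with $E_{P_1}D_t=I(\Phi;Y_t)\le C_2\,t/r$ for $t\le\sqrt d\,r$.

This holds for arbitrary joint measurements of $\rho\otimes\sigma$ in each round; admissibility plays no role here.

**Step 1 (one vector at a time).** By the chain rule $I(\Phi;Y_t)=\sum_aI(\phi_a;Y_t|\phi_{<a})$, and by independence of the $\phi_a$, $I(\phi_a;Y_t|\phi_{<a})\le I(\phi_a;Y_t,\phi_{>a}|\phi_{<a})=I(\phi_a;Y_t|\phi_{-a})$. As $\rho_\Phi$ is symmetric in the $\phi_a$, $\iota(t):=I(\phi_a;Y_t|\phi_{-a})$ does not depend on $a$. So $I(\Phi;Y_t)\le r\,\iota(t)$, and we show $\iota(t)\le C_2t/r^2$.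

**Step 2 (one round at a time).** Fix $a$, $\phi_{-a}$, $Y_t$. Let $\nu$ be the conditional law of $\phi=\phi_a$ and $D_\nu=\mathrm{KL}(\nu\|\text{Haar})$; then $E\,D_\nu=\iota(t)$. Let $\tau$ be $\rho_\Phi$ with $\phi_a\phi_a^\dagger$ replaced by $I/d$. So
$$\operatorname{tr}\tau=1,\qquad\tau\ge\tfrac I{2d},\qquad\rho=\tau+\tfrac1{2r}\Delta,\qquad\Delta=\phi\phi^\dagger-\tfrac Id.$$
Let $P$ and $\mathrm{ref}$ be the outcome laws of the next round for $\rho\otimes\rho$ and $\tau\otimes\tau$; $\mathrm{ref}$ does not depend on $\phi$. With $\bar P=E_\nu P$, $E_\nu\mathrm{KL}(P\|\mathrm{ref})=E_\nu\mathrm{KL}(P\|\bar P)+\mathrm{KL}(\bar P\|\mathrm{ref})$. So the chain rule gives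
$$\iota(t+1)-\iota(t)\le E\,E_\nu\,\mathrm{KL}(P\|\mathrm{ref}).$$
By data processing we may refine the POVM to rank-one elements $\psi\psi^\dagger$ with $\sum_\psi\psi\psi^\dagger=I$, $\psi$ unnormalized.

**Step 3 (a convex majorant).** We want to split KL into separate contributions. Let $w(x)=(1+x)\log(1+x)-x$ and $\Lambda(u)=|u|\log(1+|u|)$. $\Lambda$ is even, convex, increasing in $|u|$, and $\Lambda(u)\le u^2$. By Bernoulli, $1+nu\le(1+u)^n$ for $u\ge0$, so $\Lambda(nu)\le n^2\Lambda(u)$ for $n\ge1$; with convexity, $\Lambda(\sum_{i\le n}u_i)\le n\sum\Lambda(u_i)$. Moreover $w\le2\Lambda$ on $[-1,\infty)$. For $x\ge0$, $w\le x\log(1+x)$. For $x\in[-1,0]$, $w\le(1+x)x-x=x^2$, and $\log(1+|x|)\ge|x|\log2$ gives $x^2\le\Lambda(x)/\log2\le2\Lambda(x)$.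

Write $P/\mathrm{ref}=1+x$ with $x=\frac{x_1+x_2}{2r}+\frac{x_{12}}{4r^2}$, where
$$x_1=\frac{\langle\psi|\Delta\otimes\tau|\psi\rangle}{\mathrm{ref}},\quad x_{12}=\frac{\langle\psi|\Delta\otimes\Delta|\psi\rangle}{\mathrm{ref}},\quad y_1=\frac{\langle\psi|\phi\phi^\dagger\otimes\tau|\psi\rangle}{\mathrm{ref}},\quad y_{12}=\frac{|\langle\psi|\phi\otimes\phi\rangle|^2}{\mathrm{ref}},$$
and $x_2,y_2$ are the symmetric quantities. From $\frac Id\le2\tau$: $|x_i|\le y_i+2$ and $|x_{12}|\le y_{12}+2y_1+2y_2+4$. So, as $r\ge1$,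
$$\Lambda\big(\tfrac{x_i}{2r}\big)\le2\Lambda\big(\tfrac{y_i}{2r}\big)+\tfrac2{r^2},\qquad\Lambda\big(\tfrac{x_{12}}{4r^2}\big)\le4\Lambda\big(\tfrac{y_{12}}{4r^2}\big)+4\Lambda\big(\tfrac{y_1}{2r}\big)+4\Lambda\big(\tfrac{y_2}{2r}\big)+\tfrac4{r^2}.$$
Since $\sum\mathrm{ref}\,x=0$, $\mathrm{KL}=\sum\mathrm{ref}\,w(x)\le2\sum\mathrm{ref}\,\Lambda(x)$, and splitting $x$ into three parts,
$$\mathrm{KL}(P\|\mathrm{ref})\le6\sum_\psi\mathrm{ref}\Big\{6\Lambda\big(\tfrac{y_1}{2r}\big)+6\Lambda\big(\tfrac{y_2}{2r}\big)+4\Lambda\big(\tfrac{y_{12}}{4r^2}\big)+\tfrac8{r^2}\Big\}. \tag{4}$$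
We use repeatedly that $\mathrm{ref}\cdot\Lambda(cA/\mathrm{ref})=cA\log(1+cA/\mathrm{ref})$ is decreasing in $\mathrm{ref}$, so $\mathrm{ref}$ may be replaced by a lower bound.

**Step 4 (the terms $y_1,y_2$: reduction to one party).** Let $S_\psi=\operatorname{tr}_B[(I\otimes\sqrt\tau)\psi\psi^\dagger(I\otimes\sqrt\tau)]\ge0$, so that $\langle\psi|M\otimes\tau|\psi\rangle=\operatorname{tr}(MS_\psi)$ and $\sum_\psi S_\psi=\operatorname{tr}(\tau)I=I$. With $\mu'_\psi=\operatorname{tr}S_\psi/d$ we have $\mathrm{ref}\ge\frac1{2d}\langle\psi|I\otimes\tau|\psi\rangle=\frac12\mu'_\psi$. Diagonalize $S_\psi=\sum_jc_{\psi j}u_{\psi j}u_{\psi j}^\dagger$ with unit $u_{\psi j}$. Then $\frac{\langle\phi|S_\psi|\phi\rangle}{r\mu'_\psi}$ is the average of $\frac{d|\langle u_{\psi j}|\phi\rangle|^2}r$ with weights $c_{\psi j}/\operatorname{tr}S_\psi$. By monotonicity and Jensen, running over all pairs $u=(\psi,j)$,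
$$\sum_\psi\mathrm{ref}\,\Lambda\big(\tfrac{y_1}{2r}\big)\le\sum_\psi\tfrac12\mu'_\psi\,\Lambda\Big(\frac{\langle\phi|S_\psi|\phi\rangle}{r\mu'_\psi}\Big)\le\frac1{2d}\sum_uc_u\Lambda\Big(\frac{d|\langle u|\phi\rangle|^2}r\Big),\qquad\sum_uc_u\,uu^\dagger=I .$$
The same bound, with other $u,c_u$, holds for $y_2$.

To bound the right side we need to know how little the overlaps $|\langle u|\phi\rangle|^2$ can be inflated by $D_\nu$ nats. If the $u$ are an orthonormal basis with $c_u=1$, the Gaussian coordinates are independent and D–V does it. For a general resolution of the identity independence is replaced by the **geometric Brascamp–Lieb inequality** (Ball; Barthe, Invent. Math. 134 (1998)): if $B_uB_u^T=I$ and $\sum_uc_uB_u^TB_u=I$, then $\int\prod_uG_u(B_ux)^{c_u}dx\le\prod_u(\int G_u)^{c_u}$ for nonnegative $G_u$. For an orthonormal basis it is Fubini with equality; in dimension $d=1$, where all $u$ are phases and $\sum c_u=1$, it is Hölder.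

**Lemma 8.** With $b=r(1+\log(1+2d))$: $\ E_\nu\frac1d\sum_uc_u\Lambda(d|\langle u|\phi\rangle|^2/r)\le\frac1{r^2}\big[5+4bD_\nu/d\big]$.

*Proof.* The function $f(v)=r^2\Lambda(v/r)=rv\log(1+v/r)$ on $[0,\infty)$ is convex and $f\le v^2$. Let $f_1=f$ on $[0,2d]$, extended by its tangent at $2d$. Then $f_1$ is convex, $f_1\le f\le v^2$, and its slopes are at most $f'(2d)=r\big[\log(1+\frac{2d}r)+\frac{2d/r}{1+2d/r}\big]\le b$, so $f_1(v)\le bv$.

Let $g=\sqrt\zeta\,\phi$ with $\phi\sim\nu$ and independent $\zeta\sim\mathrm{Gamma}(d,1)$. As in Lemma 6, $\mathrm{KL}(\mathrm{law}(g)\|\gamma)=D_\nu$. Since $E\zeta=d$ and $d|\langle u|\phi\rangle|^2\le2d$, Jensen gives $f(d|\langle u|\phi\rangle|^2)=f_1(d|\langle u|\phi\rangle|^2)\le E_\zeta f_1(|\langle u|g\rangle|^2)$. With $\lambda=\frac1{4b}$, D–V gives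
$$\lambda\sum_uc_uE f_1(|\langle u|g\rangle|^2)\le D_\nu+\log\int\prod_uW(\langle u|x\rangle)^{c_u}d\gamma(x),\qquad W(z)=e^{\lambda f_1(|z|^2)}.$$
Apply Brascamp–Lieb to $B_u=\langle u|\cdot\rangle:\mathbb R^{2d}\to\mathbb R^2$ and $G_u(z)=W(z)\pi^{-1}e^{-|z|^2}$. The conditions hold since $\|u\|=1$ and $\sum c_uuu^\dagger=I$. As $\sum_uc_u|\langle u|x\rangle|^2=\|x\|^2$ and $\sum_uc_u=d$, the Gaussian factors multiply to the density of $\gamma$, and the integral is at most $(E\,e^{\lambda f_1(\xi)})^d$ with $\xi\sim\mathrm{Exp}(1)$. Using $e^v\le1+ve^v$, $\lambda f_1(\xi)\le\xi/4$ and $f_1(\xi)\le\xi^2$,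
$$E\,e^{\lambda f_1(\xi)}\le1+\lambda E[\xi^2e^{\xi/4}]=1+\lambda\frac2{(3/4)^3}\le1+5\lambda .$$
So the logarithm is at most $5\lambda d$, and $\sum_uc_uEf_1\le D_\nu/\lambda+5d=4bD_\nu+5d$. Divide by $dr^2$. $\square$

**Step 5 (the term $y_{12}$).** Let $\mu_\psi=\|\psi\|^2/d^2$, so $\sum_\psi\mu_\psi=1$, and $V_\psi=|\langle\psi|\phi\otimes\phi\rangle|^2/\mu_\psi\le d^2$. As $\mathrm{ref}\ge\frac{\|\psi\|^2}{4d^2}=\frac14\mu_\psi$ and $r\ge1$, monotonicity gives
$$\sum_\psi\mathrm{ref}\,\Lambda\big(\tfrac{y_{12}}{4r^2}\big)\le\sum_\psi\frac{\mu_\psi V_\psi}{4r^2}\log\Big(1+\frac{V_\psi}{r^2}\Big)\le\frac1{4r^2}f(\phi),\qquad f(\phi)=\sum_\psi\mu_\psi V_\psi\log(1+V_\psi).$$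

**Lemma 9.** With $\ell=1+2\log(1+d)$: $\ E_\nu f\le24+4\ell\sqrt{2D_\nu/d}$.

*Proof.* *Haar mean.* $E_{\rm Haar}f\le\sum\mu_\psi E V_\psi^2\le24$. Indeed, for the unit vector $\hat\psi=\psi/\|\psi\|$ we have $V_\psi=d^2|\langle\hat\psi|\phi\otimes\phi\rangle|^2$, and $E|\langle\hat\psi|\phi\otimes\phi\rangle|^4\le\binom{d+3}4^{-1}\le24/d^4$ by fact 3.

*Lipschitz constant.* The derivative of $V\log(1+V)$ on $[0,d^2]$ is at most $1+\log(1+d^2)\le\ell$. Put $v=\phi\otimes\phi$, $v'=\phi'\otimes\phi'$. Since $\sum_\psi|\langle\psi|v\rangle|^2=\|v\|^2$, Cauchy–Schwarz gives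
$$|f(\phi)-f(\phi')|\le\ell\sum_\psi|\langle\psi|v-v'\rangle|\,\big(|\langle\psi|v\rangle|+|\langle\psi|v'\rangle|\big)\le2\ell\|v-v'\|\le4\ell\|\phi-\phi'\| .$$

*Concentration.* An $L$-Lipschitz $f$ on $S^{2d-1}$ satisfies $E\,e^{\lambda(f-Ef)}\le e^{\lambda^2L^2/(2(2d-1))}$ (logarithmic Sobolev inequality on the sphere and Herbst's argument; Ledoux, *The Concentration of Measure Phenomenon*). We only use the weaker exponent $\lambda^2L^2/(2d)$. By D–V, $E_\nu f-E_{\rm Haar}f\le\frac{D_\nu}\lambda+\frac{\lambda L^2}{2d}$; optimizing over $\lambda>0$, the right side becomes $L\sqrt{2D_\nu/d}$. Take $L=4\ell$. $\square$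

**Step 6 (the recursion).** Insert Lemmas 8 and 9 in (4); the $y_1$ and $y_2$ terms each carry a factor $\frac12$ from Step 4, and the factor $4$ cancels the $\frac14$ of Step 5. Average, with $E\,D_\nu=\iota(t)$, $E\sqrt{D_\nu}\le\sqrt{\iota(t)}$ and $4\ell\sqrt{2\iota/d}\le4+2\ell^2\iota/d$:
$$\iota(t+1)-\iota(t)\le\frac6{r^2}\Big[6\Big(5+\frac{4b\,\iota(t)}d\Big)+24+4\ell\sqrt{\frac{2\iota(t)}d}+8\Big]\le\frac6{r^2}\Big[66+(24b+2\ell^2)\frac{\iota(t)}d\Big].$$
As $1+2d\le(1+d)^2$, $b\le r\ell$; so $24b+2\ell^2\le26r\ell^2$. Thus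
$$\iota(t+1)\le\Big(1+\frac{156\,\ell^2}{rd}\Big)\iota(t)+\frac{400}{r^2},\qquad\iota(0)=0.$$
Iterating, $\iota(t)\le\frac{400\,t}{r^2}\big(1+\frac{156\ell^2}{rd}\big)^t$. For $t\le\sqrt d\,r$ the last factor is at most $\exp(156\,\ell^2/\sqrt d)\le C_1$, because $\ell=1+2\log(1+d)$ makes $\sup_d\ell^2/\sqrt d$ finite. So $\iota(t)\le C_2t/r^2$ with $C_2=400C_1$, and $E_{P_1}D_t\le r\,\iota(t)\le C_2t/r$. $\square$

### Proof of Theorem 2

Assume (3). Sum Lemma 7 over $t=0,\dots,N-1$ and insert the Proposition, using $\sum_{t<N}t\le N^2/2$: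
$$E_{P_1}\sum_{t\le N}h_t\le8\Big[\frac{4C_2N^2}{r^2d}+\frac{NK}{16r^2d}+\frac{7N^2}{2r^2d}+\frac N{2rd}\Big]\le8c\,(4C_2+5),$$
since $\frac{N^2}{r^2d}\le c^2\le c$, $\frac{NK}{r^2d}\le c$, $\frac N{rd}\le\frac c{\sqrt d}\le c$. Take $\eta=\frac1{100}$ in Lemma 4 and $c$ so small that the right side is at most $\frac{0.15}{100}$. Then $\mathrm{TV}(P_0,P_1)\le0.15+\sqrt{0.02}<\frac13$, contradicting (1). So
$$N\ge c\min\Big\{\sqrt d\,r,\frac{r^2d}K\Big\}=\Omega\Big(\min\Big\{\frac{\sqrt d}\epsilon,\frac d{K\epsilon^2}\Big\}\Big),$$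
as $r\ge\frac1{34\epsilon}$. With the $1/\epsilon^2$ bound this is Theorem 2. $\blacksquare$

## 10. One-way protocols: proof of Theorem 3

Let $T=\operatorname{tr}\rho\sigma$. Unitaries below are drawn by Alice from a finite exact unitary 4-design (which exists by Seymour–Zaslavsky, Adv. Math. 1984) and announced to Bob; their moments of degree $\le4$ are the Haar ones, and only these are used. The $U\otimes U$-twirl of an operator $O$ on $\mathbb C^d\otimes\mathbb C^d$ commutes with all $U\otimes U$, so it equals $xI+yF$. Comparing $\operatorname{tr}O=xd^2+yd$ and $\operatorname{tr}(OF)=xd+yd^2$,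
$$x=\frac{d\operatorname{tr}O-\operatorname{tr}(OF)}{d(d^2-1)},\qquad y=\frac{d\operatorname{tr}(OF)-\operatorname{tr}O}{d(d^2-1)}, \tag{5}$$
and the expectation of the twirled operator in $\rho\otimes\sigma$ is $x+yT$.

**(a) $N=O(d/(K\epsilon^2))$: block swap tests.** Take the blocks $P_j$ of Example 3. In each round, with a fresh $U$: both apply $U$; Alice measures $\{P_j\}$, announces $j$, and sends the post-measurement state ($k$ qubits). Bob measures $\{P_j\}$. If the results coincide he measures the swap on $\mathbb C^K\otimes\mathbb C^K$ and records $s=\pm1$; otherwise $s=0$.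

*Mean.* $O=\sum_jF(P_j\otimes P_j)$ has $\operatorname{tr}O=\frac dK\cdot K=d$ and $\operatorname{tr}(OF)=\frac dKK^2=dK$. By (5), $Es=x_1+y_1T$ with $y_1=\frac{Kd-1}{d^2-1}$, $x_1=\frac{d-K}{d^2-1}$. Moreover $y_1\ge\frac K{2d}$: this is equivalent to $Kd^2-2d+K\ge0$, true as $K\ge1$, $d\ge2$.

*Second moment.* $O=\sum_jP_j\otimes P_j$ has $\operatorname{tr}O=dK$, $\operatorname{tr}(OF)=d$. So
$$Es^2=\frac{Kd-1+(d-K)T}{d^2-1}\le\frac{(K+1)(d-1)}{d^2-1}=\frac{K+1}{d+1}\le\frac{2K}d.$$

The estimator $(\bar s-x_1)/y_1$ is unbiased for $T$, with variance at most $\frac1N\cdot\frac{2K}d\cdot\frac{4d^2}{K^2}=\frac{8d}{KN}$. With $N=\lceil24d/(K\epsilon^2)\rceil$ this is at most $\epsilon^2/3$, and Chebyshev gives success probability at least $2/3$.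

**(b) $N=O(\max\{\sqrt d/\epsilon,1/\epsilon^2\})$ without quantum communication: collisions across rounds.** This exploits exactly the $N^2$ pairs noticed in Section 4. A batch consists of one $U$ and $m$ rounds. Both parties measure every copy in the basis $\{U^\dagger|i\rangle\}$, with outcomes $x_1,\dots,x_m$ and $y_1,\dots,y_m$; Alice sends hers. Let $C=\frac1{m^2}\sum_{t,t'}1[x_t=y_{t'}]$, $p_i=\langle i|U\rho U^\dagger|i\rangle$, $q_i=\langle i|U\sigma U^\dagger|i\rangle$. By fact 3, $E\,p_iq_i=\frac{1+T}{d(d+1)}$, so $EC=E\sum_ip_iq_i=\frac{1+T}{d+1}$, and $(d+1)C-1$ is unbiased for $T$.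

*Step 1 (variance given $U$).* Two pairs $(t,t')$ contribute covariance only if they share an index: identical pairs contribute at most $\sum pq$ each ($m^2$ of them), pairs sharing only $x_t$ at most $\sum pq^2$, pairs sharing only $y_{t'}$ at most $\sum p^2q$ (fewer than $m^3$ each). So
$$\mathrm{Var}(C|U)\le\frac{\sum pq}{m^2}+\frac{\sum pq^2+\sum p^2q}m.$$
By fact 3, $E\,p_iq_i^2$ and $E\,p_i^2q_i$ are at most $\binom{d+2}3^{-1}\le6/d^3$. Hence
$$(d+1)^2E\,\mathrm{Var}(C|U)\le\frac{2(d+1)}{m^2}+\frac{12(d+1)^2}{d^2\,m}\le\frac{3d}{m^2}+\frac{27}m\qquad(d\ge2).$$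

*Step 2 (variance over $U$).* For a unit vector $u$ let $p_u=\langle u|\rho|u\rangle$, $q_u=\langle u|\sigma|u\rangle$, $G(u)=p_uq_u$. For Haar $u$, $EG=\frac{1+T}{d(d+1)}$ and $EG^2\le\binom{d+3}4^{-1}\le24/d^4$. Two distinct basis vectors are distributed as $u$ and $v$ with $v$ Haar in $u^\perp$. With $\Pi=I-uu^\dagger$, fact 3 in dimension $d-1$ gives $E[G(v)|u]=\frac{\operatorname{tr}(\Pi\rho)\operatorname{tr}(\Pi\sigma)+\operatorname{tr}(\Pi\rho\Pi\sigma)}{d(d-1)}$, that is,
$$E[G(v)|u]=\frac{(1-p_u)(1-q_u)+T-\langle u|\rho\sigma+\sigma\rho|u\rangle+p_uq_u}{d(d-1)}\le\frac{1+T+2G(u)}{d(d-1)}.$$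
The inequality holds because $(\rho+\sigma)^2\ge0$ yields $-\langle u|\rho\sigma+\sigma\rho|u\rangle\le\langle u|\rho^2+\sigma^2|u\rangle\le p_u+q_u$, which cancels the $-p_u-q_u$ in the product. Multiply by $d(d-1)G(u)$ and average:
$$\mathrm{Var}\Big(\sum_ip_iq_i\Big)\le d\,EG^2+(1+T)EG+2EG^2-(d\,EG)^2 .$$
Here $(1+T)EG-(d\,EG)^2=(1+T)^2\big[\frac1{d(d+1)}-\frac1{(d+1)^2}\big]=\frac{(1+T)^2}{d(d+1)^2}\le\frac4{d^3}$. So the variance is at most $\frac{24}{d^3}+\frac{48}{d^4}+\frac4{d^3}\le\frac{52}{d^3}$, and $(d+1)^2\cdot\frac{52}{d^3}\le\frac94\cdot\frac{52}d=\frac{117}d$.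

*Step 3 (choose the batches).* Averaging $(d+1)C-1$ over $M$ independent batches gives variance at most $\frac1M\big(\frac{117}d+\frac{3d}{m^2}+\frac{27}m\big)$.

* If $\epsilon\ge d^{-1/2}$, take $m=\lceil\sqrt d/\epsilon\rceil$, $M=441$. Then $\frac{117}d\le117\epsilon^2$, $\frac{3d}{m^2}\le3\epsilon^2$, $\frac{27}m\le\frac{27\epsilon}{\sqrt d}\le27\epsilon^2$, and the variance is at most $\frac{147\epsilon^2}{441}=\frac{\epsilon^2}3$, with $N=Mm=O(\sqrt d/\epsilon)$.
* If $\epsilon<d^{-1/2}$, take $m=d$, $M=\lceil441/(d\epsilon^2)\rceil$. The variance is at most $\frac{147}{dM}\le\frac{\epsilon^2}3$, with $N=Md\le\frac{441}{\epsilon^2}+d\le\frac{442}{\epsilon^2}$.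

Chebyshev finishes (b).

**Combining.** Using the better of (a) and (b), and $\frac1{\epsilon^2}\le\frac d{K\epsilon^2}$,
$$N=O\Big(\min\Big\{\frac d{K\epsilon^2},\max\Big\{\frac{\sqrt d}\epsilon,\frac1{\epsilon^2}\Big\}\Big\}\Big)=O\Big(\max\Big\{\frac1{\epsilon^2},\min\Big\{\frac{\sqrt d}\epsilon,\frac d{K\epsilon^2}\Big\}\Big\}\Big),$$
which is the median in Theorem 3. $\blacksquare$
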